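\title{Circle graph states under SLOCC: a Pfaffian characterization}

\begin{abstract}
We prove that every graph state obtained from a circle graph state by stochastic local operations and classical communication (SLOCC), with one qubit per party, is again a circle graph state. The proof rests on a class of multiqubit vectors, the projections of pure spinors on two fermionic modes per qubit. This class contains all circle graph states and is closed under SLOCC. We show that it does not contain the graph states of Bouchet's three obstructions $W_5$, $W_7$ and $BW_3$, using an expansion of Pfaffians into traces of $2\times2$ blocks along cycles. It follows that a graph $H$ is a circle graph if and only if the signs $(-1)^{e(H[X])}$ are the Pfaffians of the principal submatrices on $X\times\{1,2\}$ of one complex skew matrix.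
\end{abstract}

\section{Introduction}\label{sec:intro}

Let $G=(V,E)$ be a finite simple graph on $n$ vertices. Its \emph{graph state} is the $n$-qubit vector $|G\rangle=\prod_{\{u,v\}\in E}CZ_{uv}\,|+\rangle^{\otimes n}$, with one qubit per vertex, where $|+\rangle=(|0\rangle+|1\rangle)/\sqrt2$ and $CZ$ changes the sign of $|11\rangle$. Identify a subset $X\subseteq V$ with its indicator bit string and let $e(G[X])$ be the number of edges inside $X$. Then
\begin{equation}\label{eq:amplitudes}
|G\rangle=2^{-n/2}\sum_{X\subseteq V}(-1)^{e(G[X])}|X\rangle .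
\end{equation}
A \emph{circle graph} is the intersection graph of finitely many chords of a circle: the vertices are the chords, and two vertices are adjacent when the chords cross. The $n$ chords are taken with $2n$ distinct endpoints. A \emph{circle graph state} is a graph state $|G\rangle$ with $G$ a circle graph; its amplitude at $X$ is the parity of the number of crossings among the chords in $X$.

Let each qubit $v$ of $|G\rangle$ be held by a separate party. The parties may apply arbitrary local quantum operations to their own qubit, including measurements and local ancillas, and may communicate classically. At the end all ancillas are discarded, and some parties also discard their qubit. The output lives on the qubits of a subset $W\subseteq V$, each remaining party holding exactly its own qubit; no new qubits are created. A state on $W$ is \emph{obtained by SLOCC} (stochastic local operations and classical communication) if such a protocol produces it with nonzero probability. One successful branch of a protocol acts by a product of local operators, and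 every product of local operators occurs, after scaling, as a branch of local measurements. The notion is therefore equivalent to the following algebraic one, which is the form we use.

\begin{definition}\label{def:slocc}
Let $\psi\in(\mathbb C^2)^{\otimes V}$ and $W\subseteq V$. A vector $\psi'\in(\mathbb C^2)^{\otimes W}$ is \emph{obtained from $\psi$ by SLOCC} if there are linear maps $M_v:\mathbb C^2\to\mathbb C^2$ for $v\in W$ and $M_v:\mathbb C^2\to\mathbb C$ for $v\in V\setminus W$ such that $\bigotimes_{v\in V}M_v\,\psi$ is a nonzero multiple of $\psi'$.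
\end{definition}

Is every graph state obtained from a circle graph state by SLOCC a circle graph state? The question is posed in \cite{HMNC}. Two special cases are known to have a positive answer: protocols made of local Clifford operations, local Pauli measurements and classical communication, and reversible transformations by local unitaries. A general protocol is neither Clifford nor reversible, and the graph no longer describes what happens along the way. Indeed, \eqref{eq:amplitudes} shows that contracting qubit $v$ with the functional $\alpha\langle0|+\beta\langle1|$ gives a multiple of $(\alpha+\beta Z_{N(v)})|G-v\rangle$, where $Z_{N(v)}$ is the product of the Pauli operators $Z$ on the neighbors of $v$. For $(\alpha,\beta)=(\cos\theta,\mathrm i\sin\theta)$ this is $e^{\mathrm i\theta Z_{N(v)}}|G-v\rangle$, whose amplitudes carry phases $e^{\pm \mathrm i\theta}$ with arbitrary $\theta$. Such rotations can cancel: two nonadjacent vertices $u,v$ with the same neighborhood, contracted with angles $\theta$ and $-\theta$, leave the graph state $|G-u-v\rangle$.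 A counterexample would need many such operators to conspire to produce a graph outside the class. The two special cases suggest that this does not happen, but a proof needs an invariant that makes sense for all the intermediate vectors and not only for graph states. We construct one.

\begin{theorem}\label{thm:main}
If $G$ is a circle graph and the graph state $|H\rangle$ is obtained from $|G\rangle$ by SLOCC, then $H$ is a circle graph.
\end{theorem}

The invariant also characterizes circle graphs. For a skew matrix $M$ with rows indexed by $V\times\{1,2\}$ and $X\subseteq V$, let $M_X$ be the principal submatrix on $X\times\{1,2\}$, ordered so that $(v,1)$ is immediately followed by $(v,2)$. The order of the vertices does not affect the Pfaffian $\operatorname{Pf}(M_X)$, and $\operatorname{Pf}(M_\emptyset)=1$.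

\begin{theorem}\label{thm:char}
For a finite simple graph $H$ on a vertex set $V$ with $n$ elements the following are equivalent.
\begin{enumerate}
\item[(i)] $H$ is a circle graph.
\item[(ii)] $|H\rangle$ is obtained by SLOCC from some circle graph state.
\item[(iii)] $|H\rangle$ is liftable: it is the doubly even part of a pure spinor (fermionic Gaussian vector) on $2n$ modes, two modes per qubit (Definition~\ref{def:liftable}).
\item[(iv)] There is a complex skew matrix $M$ with rows indexed by $V\times\{1,2\}$ such that $\operatorname{Pf}(M_X)=(-1)^{e(H[X])}$ for all $X\subseteq V$.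
\end{enumerate}
\end{theorem}

Section~\ref{sec:two} shows on two chords why Pfaffians appear and why they survive a measurement. Section~\ref{sec:lift} proves that circle graph states are liftable and that liftable vectors are closed under SLOCC; Bouchet's theorem then reduces both theorems to the statement that three explicit graph states are not liftable. Section~\ref{sec:calculus} turns the Pfaffian equations into conditions on directions in $\mathbb C^2$, and Sections~\ref{sec:BW3}--\ref{sec:W5} treat the three graphs in order of difficulty.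

\section{Two chords and one measurement}\label{sec:two}

For a skew matrix $M$ with rows $1,\dots,2k$, the Pfaffian $\operatorname{Pf}(M)$ is a signed sum of products $\prod M_{ij}$ over the perfect matchings of $\{1,\dots,2k\}$. It satisfies $\operatorname{Pf}(M)=\sum_{j=2}^{2k}(-1)^jM_{1j}\operatorname{Pf}(M^{(1,j)})$, where $M^{(1,j)}$ omits rows and columns $1,j$, and $\operatorname{Pf}(gMg^T)=\det g\,\operatorname{Pf}(M)$. In particular, reordering the rows and columns multiplies it by the sign of the permutation. For $k=2$ it is $M_{12}M_{34}-M_{13}M_{24}+M_{14}M_{23}$. The minus sign belongs to the one matching of four points on a circle whose chords cross, and this is the link with \eqref{eq:amplitudes}.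

Let $J=\begin{pmatrix}0&1\\-1&0\end{pmatrix}$. Take two chords $u,v$, number the endpoints $1,\dots,4$ around the circle, and let $M$ have all entries $1$ above the diagonal. Group the rows by chords, so that $M$ has diagonal blocks $J,J$ and an off-diagonal block $B=M_{uv}$. The formula above gives $\operatorname{Pf}(M_{\{u,v\}})=1-\det B$. For disjoint chords $\{1,2\},\{3,4\}$, nested chords $\{1,4\},\{2,3\}$ and crossing chords $\{1,3\},\{2,4\}$ the block $B$ is
\[
\begin{pmatrix}1&1\\1&1\end{pmatrix},\qquad
\begin{pmatrix}1&1\\-1&-1\end{pmatrix},\qquad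
\begin{pmatrix}1&1\\-1&1\end{pmatrix},
\]
and the Pfaffian is $1,1,-1$. Together with $\operatorname{Pf}(M_{\{u\}})=\operatorname{Pf}(M_{\{v\}})=1$ these are the amplitudes \eqref{eq:amplitudes} up to normalization.

Now suppose that a vector has amplitudes $f(X)=\operatorname{Pf}(M_X)$, and contract qubit $u$ with $\alpha\langle0|+\beta\langle1|$, $\beta\ne0$. The new amplitudes are $\alpha f(X)+\beta f(X\cup u)$ for $X\not\ni u$. Let $M_{uu}=mJ$. The part of $\operatorname{Pf}(M_{X\cup u})$ that contains $m$ is $m\operatorname{Pf}(M_X)$, so the new amplitude is $\beta\operatorname{Pf}(M'_{X\cup u})$, where $M'$ has $m'=m+\alpha/\beta$ in place of $m$. If $m'\neq0$, congruence by a block unipotent matrix gives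
\[
\operatorname{Pf}\begin{pmatrix}A&B\\-B^T&D\end{pmatrix}=\operatorname{Pf}(A)\operatorname{Pf}(D+B^TA^{-1}B),\qquad A=m'J,
\]
so the new amplitudes are $\beta m'$ times the Pfaffian minors of a Schur complement. For the two crossing chords, $m'=1+\alpha/\beta$, $A^{-1}=-J/m'$ and $B^TJB=2J$; the Schur complement is $(1-2/m')J$, and the amplitudes are $\beta m'=\alpha+\beta$ and $\beta(m'-2)=\alpha-\beta$, as \eqref{eq:amplitudes} predicts. The value of $\alpha/\beta$ plays no role, so the Pfaffian form does not distinguish Pauli from non-Pauli measurements.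

The computation breaks down when $m'=0$. In the example this is $\alpha=-\beta$, an outcome of a Pauli $X$ measurement, and the result is $|1\rangle$, whose amplitude at $\emptyset$ vanishes and cannot be normalized to $\operatorname{Pf}(M_\emptyset)=1$. We need a description that does not single out the amplitude at $\emptyset$. Pure spinors provide it.

\section{Liftable vectors}\label{sec:lift}

\subsection{Pure spinors}

Let $|V|=n$, let $\mathcal U$ be the space with basis $e_{v,1},e_{v,2}$ ($v\in V$), the \emph{modes}, and let $\Lambda_V$ be the exterior algebra of $\mathcal U$. The space $\mathcal W_V=\mathcal U\oplus\mathcal U^*$ acts on $\Lambda_V$: a vector $u\in\mathcal U$ by multiplication $s\mapsto u\wedge s$, and a functional $\xi\in\mathcal U^*$ by the contraction $\partial_\xi$, the odd derivation with $\partial_\xi u=\xi(u)$. We write $\partial_{v,k}$ for the contractions with the dual basis. These are fermionic creation and annihilation operators: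
\[
ww'+w'w=(w,w'),\qquad (u+\xi,u'+\xi')=\xi(u')+\xi'(u).
\]
For $s\neq0$ put $\operatorname{Ann}(s)=\{w\in\mathcal W_V:ws=0\}$. If $w,w'\in \operatorname{Ann}(s)$ then $(w,w')s=0$, so $\operatorname{Ann}(s)$ is isotropic for a nondegenerate form on a space of dimension $4n$, and its dimension is at most $2n$. The element $s$ is \emph{pure} if $\dim\operatorname{Ann}(s)=2n$; then $\operatorname{Ann}(s)^\perp=\operatorname{Ann}(s)$.

For a skew matrix $M$ indexed by the modes put $\omega=\sum_{i<j}M_{ij}e_ie_j$, which does not depend on the order of the modes. The exponential $e^\omega=\prod_{i<j}(1+M_{ij}e_ie_j)$ is the sum over matchings of the products of the commuting factors $M_{ij}e_ie_j$, and the coefficient of $e_{i_1}\cdots e_{i_{2k}}$ in it is the Pfaffian of the principal submatrix with rows in the order $i_1,\dots,i_{2k}$.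

\begin{lemma}\label{lem:exp}
For $\omega\in\Lambda^2\mathcal U$ the element $e^\omega$ is pure. If $s$ is pure with constant term $s_0\neq0$, then $s=s_0e^\omega$ for some $\omega\in\Lambda^2\mathcal U$.
\end{lemma}

\begin{proof}
Since $\omega$ is central, $\partial_\xi e^\omega=(\partial_\xi\omega)\wedge e^\omega$. So the $2n$-dimensional space of all $\xi-\partial_\xi\omega$ annihilates $e^\omega$. Conversely let $s$ be pure with $s_0\ne0$. If $u\in\mathcal U\cap\operatorname{Ann}(s)$, the degree-one part of $u\wedge s=0$ is $s_0u=0$, so $u=0$. Hence $\operatorname{Ann}(s)$ projects isomorphically onto $\mathcal U^*$: there is a linear map $A:\mathcal U^*\to\mathcal U$ with $\partial_\xi s=A(\xi)\wedge s$ for all $\xi$. Isotropy gives $\xi(A\xi')+\xi'(A\xi)=0$, so $A(\xi)=\partial_\xi\omega$ for some $\omega\in\Lambda^2\mathcal U$. Then $\partial_\xi(e^{-\omega}s)=0$ for all $\xi$, so $e^{-\omega}s$ is a constant, equal to its constant term $s_0$.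
\end{proof}

One mode per qubit would not allow local operators that mix $|0\rangle$ and $|1\rangle$, since these change the fermionic parity. With two modes, the even elements $1$ and $e_{v,1}e_{v,2}$ span a copy of the qubit. Put $e_X=\prod_{v\in X}e_{v,1}e_{v,2}$ (the factors commute) and define $\pi:\Lambda_V\to(\mathbb C^2)^{\otimes V}$ by
\[
\pi(s)=\sum_{X\subseteq V}(\text{coefficient of }e_X\text{ in }s)\,|X\rangle .
\]
Thus $\pi$ keeps the \emph{doubly even part} of $s$ and forgets every monomial that contains exactly one of $e_{v,1},e_{v,2}$ for some $v$.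

\begin{definition}\label{def:liftable}
A nonzero vector $\psi\in(\mathbb C^2)^{\otimes V}$ is \emph{liftable} if $\psi=\pi(s)$ for a pure $s\in\Lambda_V$.
\end{definition}

By Lemma~\ref{lem:exp}, a vector $\sum_Xf(X)|X\rangle$ with $f(\emptyset)=1$ is liftable if and only if $f(X)=\operatorname{Pf}(M_X)$ for some skew $M$. Such vectors depend on $n(2n-1)$ parameters, against $2^n-1$ free amplitudes, so liftability is a severe restriction for large $n$.

\begin{proposition}\label{prop:circle}
Circle graph states are liftable.
\end{proposition}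

\begin{proof}
Cut the circle open and number the $2n$ distinct endpoints $1,\dots,2n$. If chord $v$ has endpoints $p_v<p'_v$, put $e_{v,1}=e_{p_v}$ and $e_{v,2}=e_{p'_v}$, and let $\omega=\sum_{i<j}e_ie_j$. The $2k\times2k$ skew matrix with all entries $1$ above the diagonal has Pfaffian $1$, by induction, since expansion along the first row gives $\sum_{j=2}^{2k}(-1)^j=1$. So every monomial of even degree with increasing indices has coefficient $1$ in $e^\omega$. Write the factors of $e_X$ in order of increasing $p_v$. Two chords of $X$ then contribute no inversion if they are disjoint, one if they cross and two if they are nested. Hence $\pi(e^\omega)=\sum_X(-1)^{e(G[X])}|X\rangle$.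
\end{proof}

\begin{proposition}\label{prop:closure}
Every vector obtained by SLOCC from a liftable vector is liftable.
\end{proposition}

\begin{proof}
Let $\psi=\pi(s)$ with $s$ pure, and fix $v\in V$.

(a) \emph{If $g\in GL_2(\mathbb C)$ acts on qubit $v$, then $g\psi$ is liftable.} The group $GL_2$ is generated by the matrices $\operatorname{diag}(1,c)$, $c\ne0$, the shears $|0\rangle\mapsto|0\rangle+c|1\rangle$ fixing $|1\rangle$, and the shears $|1\rangle\mapsto|1\rangle+c|0\rangle$ fixing $|0\rangle$. Lift them to the algebra automorphism $e_{v,1}\mapsto ce_{v,1}$, to $1+cN$ with $N=e_{v,1}e_{v,2}$, and to $1+cN$ with $N=\partial_{v,2}\partial_{v,1}$. Each lift $\tilde g$ satisfies $\pi\tilde g=g\pi$: on monomials containing both or neither of $e_{v,1},e_{v,2}$ it acts as $g$ (note $\partial_{v,2}\partial_{v,1}e_{v,1}e_{v,2}=1$), and a monomial containing exactly one of them is mapped to a multiple of itself. Each lift is invertible and satisfies $\tilde g\mathcal W_V\tilde g^{-1}=\mathcal W_V$. This is immediate for the automorphism. For $N=e_{v,1}e_{v,2}$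 we have $N^2=0$, $[N,\partial_{v,1}]=-e_{v,2}$, $[N,\partial_{v,2}]=e_{v,1}$, and $N$ commutes with the other basis elements of $\mathcal W_V$. So $[N,w]\in\mathcal W_V$ and $-2NwN=[N,[N,w]]=0$, whence $(1+cN)w(1-cN)=w+c[N,w]$. The other case is the same with $e$ and $\partial$ exchanged. Therefore $\operatorname{Ann}(\tilde gs)=\tilde g\operatorname{Ann}(s)\tilde g^{-1}$ has dimension $2n$.

(b) \emph{If $\langle\phi|_v\psi\neq0$, then $\langle\phi|_v\psi$ is liftable.} By (a) we may take $\langle\phi|=\langle0|$. Let $V'=V\setminus v$ and let $\rho:\Lambda_V\to\Lambda_{V'}$ set $e_{v,1},e_{v,2}$ to $0$; then $\pi(\rho s)=\langle0|_v\psi\ne0$. Let $K=\operatorname{span}(e_{v,1},e_{v,2})$, so that $K^\perp=\mathcal W_{V'}\oplus K$, and let $L=\operatorname{Ann}(s)$. For $\ell=w'+k\in L\cap K^\perp$ with $w'\in\mathcal W_{V'}$, $k\in K$, we get $0=\rho(\ell s)=w'\rho(s)$. So the projection $L\cap K^\perp\to\mathcal W_{V'}$ maps into $\operatorname{Ann}(\rho s)$. With $d=\dim(L\cap K)$, the space $L\cap K^\perp=(L+K)^\perp$ has dimension $4n-(2n+2-d)$, and the kernel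 of the projection is $L\cap K$. The image has dimension $2(n-1)$, so $\rho s$ is pure.

(c) \emph{If $\psi'$ is liftable on $V'$ and $|\alpha\rangle\neq0$, then $\psi'\otimes|\alpha\rangle_v$ is liftable.} If $s'\in\Lambda_{V'}$ is pure, then as an element of $\Lambda_V$ it is also annihilated by $\partial_{v,1},\partial_{v,2}$, so it is pure, and it projects to $\psi'\otimes|0\rangle_v$. Apply (a).

Now let $\bigotimes_vM_v\psi\neq0$ and apply the $M_v$ one at a time; every intermediate vector is nonzero. A functional is covered by (b), an invertible $M_v$ by (a), and a rank-one map $M_v=|\alpha\rangle\langle\phi|$ by (b) followed by (c).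
\end{proof}

\subsection{Reduction to three graphs}

\emph{Local complementation} at a vertex $v$ replaces the subgraph induced on the neighborhood of $v$ by its complement. Two graphs are \emph{locally equivalent} if a sequence of local complementations transforms one into the other. The wheel $W_k$ is a $k$-cycle $v_1\dots v_k$ with a hub $h$ adjacent to all $v_i$, and $BW_3$ is a $6$-cycle $v_1\dots v_6$ with a hub $h$ adjacent to $v_1,v_3,v_5$ (Figure~\ref{fig:graphs}). We use two published results.

\begin{theorem}[Bouchet \cite{Bouchet}]\label{thm:bouchet}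
A graph $H$ is a circle graph if and only if no graph locally equivalent to $H$ has an induced subgraph isomorphic to $W_5$, $W_7$ or $BW_3$.
\end{theorem}

\begin{theorem}[Van den Nest, Dehaene, De Moor \cite{VDD}]\label{thm:vdd}
If $H^*$ is locally equivalent to $H$, then $|H^*\rangle=U|H\rangle$ up to a phase, with $U$ a local Clifford unitary.
\end{theorem}

\begin{figure}[ht]
\centering
\begin{tikzpicture}[every node/.style={circle,draw,inner sep=1pt,minimum size=15pt,font=\small}]
\begin{scope}
\node (h) at (0,0) {$h$};
\foreach \i in {1,3,5} \node[fill=gray!30] (v\i) at ({150-60*\i}:1.4) {$v_{\i}$};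
\foreach \i in {2,4,6} \node (v\i) at ({150-60*\i}:1.4) {$v_{\i}$};
\foreach \i in {1,3,5} \draw (h)--(v\i);
\draw (v1)--(v2)--(v3)--(v4)--(v5)--(v6)--(v1);
\end{scope}
\begin{scope}[xshift=4.2cm]
\node (h) at (0,0) {$h$};
\foreach \i in {1,3,5} \node[fill=gray!30] (v\i) at ({141.43-51.43*\i}:1.4) {$v_{\i}$};
\foreach \i in {2,4,6,7} \node (v\i) at ({141.43-51.43*\i}:1.4) {$v_{\i}$};
\foreach \i in {1,...,7} \draw (h)--(v\i);
\draw (v1)--(v2)--(v3)--(v4)--(v5)--(v6)--(v7)--(v1);
\end{scope}
\begin{scope}[xshift=8.4cm]
\node (h) at (0,0) {$h$};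
\foreach \i in {1,3} \node[fill=gray!30] (v\i) at ({162-72*\i}:1.4) {$v_{\i}$};
\foreach \i in {2,4,5} \node (v\i) at ({162-72*\i}:1.4) {$v_{\i}$};
\foreach \i in {1,...,5} \draw (h)--(v\i);
\draw (v1)--(v2)--(v3)--(v4)--(v5)--(v1);
\end{scope}
\end{tikzpicture}
\caption{The graphs $BW_3$, $W_7$ and $W_5$ (left to right). The shaded vertices form the independent set $S$ on which Hadamard gates are applied to bring the graph state to normal form.}\label{fig:graphs}
\end{figure}

\begin{proposition}\label{prop:three}
The states $|BW_3\rangle$, $|W_7\rangle$ and $|W_5\rangle$ are not liftable.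
\end{proposition}

This is proved in Sections~\ref{sec:BW3}, \ref{sec:W7} and \ref{sec:W5}. It implies everything else.

\begin{theorem}\label{thm:liftcircle}
If $|H\rangle$ is liftable, then $H$ is a circle graph.
\end{theorem}

\begin{proof}
Suppose that $H$ is not a circle graph. By Theorem~\ref{thm:bouchet} some $H^*$ locally equivalent to $H$ has an induced subgraph $H_0\in\{W_5,W_7,BW_3\}$. By Theorem~\ref{thm:vdd} and the relation $\langle0|_u|H^*\rangle\propto|H^*-u\rangle$, read off from \eqref{eq:amplitudes}, the state $|H_0\rangle$ is obtained from $|H\rangle$ by SLOCC. By Propositions~\ref{prop:closure} and~\ref{prop:three}, $|H\rangle$ is not liftable.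
\end{proof}

\begin{proof}[Proof of Theorems~\ref{thm:main} and~\ref{thm:char}]
In Theorem~\ref{thm:char}, (i)$\Rightarrow$(ii) is the trivial protocol, (ii)$\Rightarrow$(iii) follows from Propositions~\ref{prop:circle} and~\ref{prop:closure}, and (iii)$\Rightarrow$(i) is Theorem~\ref{thm:liftcircle}. The amplitude of $|H\rangle$ at $\emptyset$ is nonzero; normalizing it to $1$, Lemma~\ref{lem:exp} gives (iii)$\Leftrightarrow$(iv). Theorem~\ref{thm:main} is the implication (ii)$\Rightarrow$(i).
\end{proof}

\begin{remark}
The initial state enters only through its liftability. By Proposition~\ref{prop:closure} and Theorem~\ref{thm:liftcircle}, the only graph states obtained by SLOCC from \emph{any} liftable vector are circle graph states.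
\end{remark}

\begin{remark}
The convention of one qubit per party is used in Proposition~\ref{prop:closure}, where all of $GL_2$ lifts, and it is essential. Suppose that a party may hold several qubits, and let $H$ be any graph without isolated vertices. Take $|E(H)|$ disjoint edges, which form a circle graph, and give each vertex $v$ of $H$ one end of an edge for each edge of $H$ incident with $v$. Applying $M_v=|0\rangle\langle0\cdots0|+|1\rangle\langle1\cdots1|$ at every $v$ yields a multiple of $\sum_b\prod_{uv\in E(H)}(-1)^{b_ub_v}|b\rangle$, that is, of $|H\rangle$.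
\end{remark}

\section{Pfaffians as sums over cycles}\label{sec:calculus}

\subsection{Normal form}

To refute liftability we must show that $2^n$ polynomial equations $\operatorname{Pf}(M_X)=f(X)$ have no complex solution. With the amplitudes $\pm1$ of \eqref{eq:amplitudes} none of these equations factorizes. We are free to apply local invertible operators first, and we choose them so that most amplitudes vanish.

\begin{lemma}\label{lem:hadamard}
Let $S$ be an independent set of $G$. For $u\in V$ define the \emph{column} $\operatorname{col}(u)\in\mathbb F_2^S$ as the unit vector at $u$ if $u\in S$, and as the indicator of the neighbors of $u$ in $S$ otherwise. Applying Hadamard gates to the qubits in $S$ turns $|G\rangle$ into a multiple of $\sum_Xf(X)|X\rangle$, where $f(X)=(-1)^{e(G[X\setminus S])}$ if $\sum_{u\in X}\operatorname{col}(u)=0$, and $f(X)=0$ otherwise.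
\end{lemma}

\begin{proof}
Fix the bits $x_u$ outside $S$. Since $S$ is independent, qubit $v\in S$ is in the state $|0\rangle+(-1)^{\sigma_v}|1\rangle$, with $\sigma_v$ the sum of the bits of its neighbors, and the Hadamard gate maps this to $\sqrt2\,|\sigma_v\bmod2\rangle$. The conditions $x_v=\sigma_v$ ($v\in S$) say that the columns of $X$ sum to $0$.
\end{proof}

If all columns are nonzero, then $f(\emptyset)=1$ and $f(\{v\})=0$ for all $v$, and $f(\{u,v\})\ne0$ only for equal columns. With $S$ as in Figure~\ref{fig:graphs}, all columns are distinct for $BW_3$, two pairs of columns coincide for $W_7$, and three pairs for $W_5$.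

\begin{remark}\label{rem:signs}
The support of $f$ depends only on the bipartite graph of edges between $S$ and $V\setminus S$. For $BW_3$ there are no other edges, and the support will suffice. For $W_7$ and $W_5$ the bipartite graphs are circle graphs: read the endpoints around the circle as $7\,1\,7\,3\,2\,6\,5\,6\,h\,4\,5\,3\,4\,1\,h\,2$ and $5\,1\,5\,4\,3\,4\,2\,h\,3\,1\,h\,2$, writing $i$ for $v_i$. The indicator functions of these two supports are therefore liftable, and the proofs must use the signs of $f$.
\end{remark}

\subsection{The cycle expansion}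

For $a,b\in\mathbb C^2$ let $[a,b]=a^TJb=\det(a,b)$. We use repeatedly
\begin{equation}\label{eq:plucker}
[a,c][b,d]-[a,d][b,c]=[a,b][c,d].
\end{equation}
For a $2\times2$ matrix $Y$ let $\bar Y=\operatorname{adj}(Y)=-JY^TJ$, so that $Y\bar Y=\det Y$, $\overline{YZ}=\bar Z\bar Y$ and $\operatorname{tr}\bar Y=\operatorname{tr}Y$. A \emph{block system} on $V$ is a family of $2\times2$ matrices $q_{uv}$ ($u\ne v$) with $q_{vu}=\bar q_{uv}$. The \emph{trace} of a cycle $v_1v_2\dots v_l$ is $\operatorname{tr}(q_{v_1v_2}q_{v_2v_3}\cdots q_{v_lv_1})$; taking adjugates shows that it does not depend on the direction. Define $f_q(X)$ as the sum, over all partitions of $X$ into undirected cycles of length at least $2$, of the product of the weights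
\[
-\det q_{uv}\ \text{ for a 2-cycle }uv,\qquad (-1)^{l-1}\operatorname{tr}(q_{v_1v_2}\cdots q_{v_lv_1})\ \text{ for an $l$-cycle},\ l\ge3.
\]

\begin{proposition}\label{prop:cycle}
Let $f(\emptyset)=1$ and $f(\{v\})=0$ for all $v$. Then $\sum_Xf(X)|X\rangle$ is liftable if and only if $f=f_q$ for some block system $q$.
\end{proposition}

\begin{proof}
By Lemma~\ref{lem:exp} liftability means $f(X)=\operatorname{Pf}(M_X)$ for a skew $M$, whose diagonal blocks $M_{vv}=f(\{v\})J$ vanish. Put $q_{uv}=-M_{uv}J$, equivalently $M_{uv}=q_{uv}J$. Then $M_{vu}=-M_{uv}^T$ translates into $q_{vu}=M_{uv}^TJ=\bar q_{uv}$. It remains to show $\operatorname{Pf}(M_X)=f_q(X)$.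

The coefficient of $e_X$ in $e^\omega$ is a sum over perfect matchings of $X\times\{1,2\}$. Superposing a matching with the pairs $\{(v,1),(v,2)\}$ groups the vertices of $X$ into cycles, and the contribution is a product over cycles because all factors have even degree. A cycle of length $1$ contributes an entry of $M_{vv}=0$. Consider a cycle $v_1\dots v_l$, $l\ge2$, with fixed start and direction. Let $\mathrm{in}_i,\mathrm{out}_i$ be the two modes at $v_i$, with $\mathrm{out}_i$ matched to $\mathrm{in}_{i+1}$ (indices mod $l$). Moving $e_{\mathrm{in}_1}$ to the front past $2l-1$ generators,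
\[
\prod_{i=1}^lM_{\mathrm{out}_i,\mathrm{in}_{i+1}}e_{\mathrm{out}_i}e_{\mathrm{in}_{i+1}}=-\prod_{i=1}^lM_{\mathrm{out}_i,\mathrm{in}_{i+1}}\prod_{i=1}^le_{\mathrm{in}_i}e_{\mathrm{out}_i},
\]
and $e_{\mathrm{in}_i}e_{\mathrm{out}_i}=J_{\mathrm{in}_i,\mathrm{out}_i}e_{v_i,1}e_{v_i,2}$. Summing over all choices of the $\mathrm{in}_i$ gives $-\operatorname{tr}(JM_{v_1v_2}\cdots JM_{v_lv_1})=(-1)^{l-1}\operatorname{tr}\prod_iq_{v_iv_{i+1}}$. For $l\ge3$ each matching that produces this cycle is counted once. For $l=2$ the four choices count each of the two matchings twice, and the weight is $-\frac12\operatorname{tr}(q_{uv}\bar q_{uv})=-\det q_{uv}$.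
\end{proof}

Two operations on block systems are used throughout. A \emph{gauge transformation} $q_{uv}\mapsto g_uq_{uv}g_v^{-1}$ with $g_v\in SL_2(\mathbb C)$ preserves the relation $q_{vu}=\bar q_{uv}$ (as $\bar g_v=g_v^{-1}$) and leaves $f_q$ unchanged. A \emph{rescaling} $q_{uv}\mapsto\tau_u\tau_vq_{uv}$ with $\tau_v\ne0$ multiplies $f_q(X)$ by $\prod_{v\in X}t_v$, where $t_v=\tau_v^2$. We write $f(uvw)$ for $f(\{u,v,w\})$, and so on.

\subsection{Null blocks and directions}

A matrix is \emph{null} if its determinant is $0$; thus $f(uv)=0$ says that $q_{uv}$ is null. Write $x\otimes y$ for the matrix $z\mapsto x[y,z]$. Every nonzero null matrix has this form, and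
\[
(x\otimes y)(x'\otimes y')=[y,x']\,x\otimes y',\qquad \operatorname{tr}(x\otimes y)=[y,x],\qquad\overline{x\otimes y}=-y\otimes x .
\]
The form $\langle Y,Z\rangle=\operatorname{tr}(Y\bar Z)$ is symmetric, satisfies $\langle\bar Y,\bar Z\rangle=\langle Y,Z\rangle$, and
\begin{equation}\label{eq:inner}
\langle x\otimes y,x'\otimes y'\rangle=[x,x'][y,y'].
\end{equation}
So two nonzero null matrices are orthogonal if and only if they share the first factor or the second factor up to scale.

If $q_{uv}=x\otimes y\ne0$, the line spanned by $x$ is the \emph{direction at $u$ toward $v$}; since $q_{vu}=-y\otimes x$, the line spanned by $y$ is the direction at $v$ toward $u$. We write $u\parallel_vw$ if the directions at $v$ toward $u$ and $w$ coincide, and $u\nparallel_vw$ if they differ. This is an equivalence relation on the vertices joined to $v$ by a nonzero null block; its classes are the \emph{classes at $v$}. The \emph{corner} at $v$ between $u$ and $w$ is denoted $v(u,w)$ and is called parallel if $u\parallel_vw$. If $q_{v_iv_{i+1}}=x_i\otimes y_i$ along a cycle,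 the trace is $\prod_i[y_{i-1},x_i]$, which gives the main tool.

\medskip\noindent\textbf{Corner rule.} \emph{A cycle of nonzero null blocks has nonzero trace if and only if none of its corners is parallel. A cycle through a zero block has trace $0$.}\medskip

For every triple, $f(uvw)$ is the trace of the triangle. If all blocks inside a $4$-set are null, its $f$-value is minus the sum of the traces of its three $4$-cycles. We say that a cycle vanishes if its trace does.

\begin{example}
Let $V=\mathbb Z/n$, $n\ge3$, choose $[y,x]=1$, put $q_{i,i+1}=x\otimes y$, and let all blocks between nonconsecutive vertices be $0$. All $2$-cycles have weight $0$, and the only longer cycle without a zero block is $12\dots n$, with directions $x$ and $y$ at each corner and trace $1$. So $f_q$ describes $|0\cdots0\rangle+(-1)^{n-1}|1\cdots1\rangle$.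
\end{example}

\subsection{Pairs with an invertible block}

When two columns coincide, the block between the two vertices is invertible. If $f(p_0p_1)=-1$, then $\det q_{p_0p_1}=1$, and the gauge $g_{p_0}=1$, $g_{p_1}=q_{p_0p_1}$ makes $q_{p_0p_1}=q_{p_1p_0}=1$. The planes at $p_0$ and $p_1$ are then identified, so directions at $p_0$ and at $p_1$ can be compared; we speak of directions \emph{at the pair}.

\emph{One pair.} Let $q_{p_0p_1}=1$ and let $q_{p_iu},q_{p_iw},q_{uw}$ be null. Then
\begin{equation}\label{eq:pair3}
f(p_0p_1u)=\langle q_{p_0u},q_{p_1u}\rangle,\qquad f(p_0p_1uw)=-(T_1+T_2+T_3),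
\end{equation}
where the products of $2$-cycles vanish and the cycles $p_0p_1uw$, $p_1p_0uw$, $p_0up_1w$ have traces
\begin{equation}\label{eq:pair4}
T_1=\operatorname{tr}(q_{p_1u}q_{uw}q_{wp_0}),\quad T_2=\operatorname{tr}(q_{p_0u}q_{uw}q_{wp_1}),\quad T_3=\operatorname{tr}(q_{p_0u}q_{up_1}q_{p_1w}q_{wp_0}).
\end{equation}

\emph{Two pairs.} Let $q_{p_0p_1}=q_{r_0r_1}=1$ and let $A_{st}=q_{p_sr_t}$ be null. The product of the two $2$-cycles contributes $1$, and the cycles $p_0p_1r_1r_0$, $p_0p_1r_0r_1$, $p_0r_0p_1r_1$ give $f(p_0p_1r_0r_1)=1-(\lambda+\mu+\eta)$ with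
\begin{equation}\label{eq:twopairs}
\lambda=\langle A_{00},A_{11}\rangle,\qquad\mu=\langle A_{01},A_{10}\rangle,\qquad\eta=\operatorname{tr}(A_{00}\bar A_{10}A_{11}\bar A_{01}).
\end{equation}
If the nonzero $A_{st}$ all share the first factor, then $\lambda=\mu=0$ and $\bar A_{10}A_{11}=0$; if they all share the second factor, then $\lambda=\mu=0$ and $A_{00}\bar A_{10}=0$. In both cases $\lambda+\mu+\eta=0$.

\section{The graph $BW_3$: directions on the Fano plane}\label{sec:BW3}

With $S=\{v_1,v_3,v_5\}$ the columns of $v_1,v_3,v_5,h,v_2,v_4,v_6$ are $100$, $010$, $001$, $111$, $110$, $011$, $101$: the seven nonzero vectors of $\mathbb F_2^3$, that is, the points of the Fano plane, whose lines are the triples with sum $0$. There are no edges outside $S$, so $f$ is the indicator of the Hamming code. It is nonzero on the seven lines and on their complements, the \emph{quadrangles}, and it vanishes on pairs, on the $35-7=28$ noncollinear triples, and on $4$-sets containing a line.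

Suppose $f=f_q$. All blocks are null, and all are nonzero because every pair lies on a line, whose triangle has nonzero trace. The corner rule gives:
\begin{enumerate}
\item[(a)] if $vuw$ is a line, then $u\nparallel_vw$;
\item[(b)] every noncollinear triple has a parallel corner;
\item[(c)] if $v$ lies in a quadrangle $Q$, the three directions at $v$ toward $Q\setminus v$ are not all equal (otherwise all three $4$-cycles of $Q$ vanish at $v$).
\end{enumerate}
Condition (b) demands many parallel corners, while (a) and (c) limit their number. The two bounds turn out to coincide, which makes the configuration rigid.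

\emph{Counting.} Fix $v$. By (a) a class at $v$ contains at most one of the two other points on each of the three lines through $v$. A class of size $3$ is one of the $8$ transversals; these are the $4$ lines missing $v$ and their complements in the six points, the sets $Q\setminus v$. By (c) a class of size $3$ is a line missing $v$, and since two lines meet there is at most one such class. So there are at most $4$ parallel corners at $v$, with equality only for class sizes $3,2,1$. In total there are at most $28$ parallel corners, each in a noncollinear triple, and (b) requires $28$. Hence \emph{at every $v$ the classes have sizes $3,2,1$, the $3$-class is a line $L_v\not\ni v$, and every noncollinear triple has exactly one parallel corner.}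

For a given $v$ write $L_v=\{x',y',z'\}$ and name the lines through $v$ as $vxx'$, $vyy'$, $vzz'$, with $2$-class $\{x,y\}$ and singleton $z$. The remaining lines are $x'yz$, $xy'z$, $xyz'$. Let $\kappa(v)$ be the third point of the line through the $2$-class of $v$; here $\kappa(v)=z'$, so $\kappa(v)\in L_v$ always.

\emph{Step 1: if $p$ is in the $2$-class of $v$, then $v\parallel_p\kappa(v)$.} The set $\{v,x,y,z'\}$ contains a line, so its $4$-cycles sum to $0$. The cycle $vxz'y$ vanishes at $v$. In the cycle $vyxz'$ the corner $v(z',y)$ joins different classes, $y(v,x)$ is not parallel because the triple $vxy$ has its unique parallel corner at $v$, and $x(y,z')$ is a line corner; so this cycle vanishes if and only if $v\parallel_{z'}x$. Exchanging $x$ and $y$, the cycle $vxyz'$ vanishes if and only if $v\parallel_{z'}y$. The two traces sum to $0$, so both vanish or neither does, and both vanishing would give $x\parallel_{z'}y$ against (a). So $v\nparallel_{z'}x$ and $v\nparallel_{z'}y$. The noncollinear triples $vxz'$ and $vyz'$ have no parallel corner at $v$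 or $z'$, so they have it at $x$ and $y$.

\emph{Step 2: $L_x=L_y=\{v,z,z'\}$, both $x$ and $y$ have $2$-class $\{x',y'\}$, and $\kappa(x)=\kappa(y)=\kappa(v)$.} By Step 1, $v$ and $z'$ lie in one class at $x$. If it were the $2$-class, then $\kappa(x)=z$, and Step 1 for $x$ would give $x\parallel_vz$, although $z$ is the singleton at $v$. So $L_x$ is the line $\{v,z,z'\}$, and the same holds for $L_y$. The $2$-class of $x$ is contained in $\{x',y,y'\}$. If it is $\{y,y'\}$, then $\kappa(x)=v$ and Step 1 gives $x\parallel_yv$, a second parallel corner of $vxy$. If it is $\{x',y\}$, then $\kappa(x)=z$ and $x\parallel_yz$, which is impossible since $z\in L_y$ and $x\notin L_y$. So it is $\{x',y'\}$ and $\kappa(x)=z'$. The argument for $y$ is symmetric.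

\emph{Step 3: $\kappa(u)=z'$ for all $u\neq z'$.} Step 2 holds for every vertex: $\kappa$ takes the same value at a vertex and at the points of its $2$-class. Applied to $x$ it gives $\kappa(x')=\kappa(y')=z'$. Step 1 for $x$ and for $y$ gives $x\parallel_{x'}z'$ and $y\parallel_{x'}z'$, so $L_{x'}=\{x,y,z'\}$. The $2$-class of $x'$ lies in $\{v,z,y'\}$ and is collinear with $\kappa(x')=z'$, so it is $\{v,z\}$, and $\kappa(z)=\kappa(x')=z'$.

\emph{Contradiction.} Each of the six points $u\neq z'$ has $z'\in L_u$, and so provides two triples $\{u,z',w\}$, $w\in L_u\setminus z'$, with parallel corner at $u$. By uniqueness of the parallel corner these are $12$ distinct triples, hence all $\binom62-3=12$ noncollinear triples through $z'$. Then there is no parallel corner at $z'$, whereas the count requires four. So $|BW_3\rangle$ is not liftable.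

\section{The graph $W_7$: octahedral slices}\label{sec:W7}

\subsection{Setting}

Take $S=\{v_1,v_3,v_5\}$ and rename the vertices; their columns are
\[
\begin{array}{c|cccccc}
\text{name}&a_0,a_1&c_0,c_1&b&d&e&g\\\hline
\text{vertex}&v_1,v_7&v_5,v_6&v_3&v_2&v_4&h\\
\text{column}&100&001&010&110&011&111
\end{array}
\]
The edges outside $S$ are $v_6v_7$ and $hv_2,hv_4,hv_6,hv_7$, so $f(a_0a_1)=f(c_0c_1)=1$ and $f(a_0a_1c_0c_1)=-1$. Rescale with $t_{a_0}=t_{c_0}=-1$ and all other $t_v=1$. We use only the following data:
\begin{equation}\label{eq:W7data}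
f(X)\ne0\iff\sum_{u\in X}\operatorname{col}(u)=0,\qquad f(a_0a_1)=f(c_0c_1)=f(a_0a_1c_0c_1)=-1 .
\end{equation}
They are invariant under the permutations $(b\,d)(g\,e)$ and $(a_0c_0)(a_1c_1)(d\,e)$. Indeed, the first is induced by the linear map fixing $100,001$ and sending $010$ to $110$, and the second by exchanging the outer coordinates.

Suppose $f=f_q$ and gauge $q_{a_0a_1}=q_{c_0c_1}=1$. All other blocks are null. Let $A_{st}=q_{a_sc_t}$. By \eqref{eq:twopairs}, $\lambda+\mu+\eta=2$; this is where the sign of $f(a_0a_1c_0c_1)$ enters (the opposite sign would give $0$). Consequently: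
\begin{enumerate}
\item[(A1)] for some $(s,t)$ both $A_{st}$ and $A_{1-s,1-t}$ are nonzero;
\item[(A2)] the nonzero $A_{st}$ do not all share their direction at the pair $\{a_0,a_1\}$;
\item[(A3)] $\langle A_{0t},A_{1t}\rangle=f(a_0a_1c_t)=0$.
\end{enumerate}

Each of the four \emph{slices} $\{a_s,c_t,b,g,d,e\}$ carries the six points of the Fano plane other than $101$, and all its blocks are null. The three pairs $ac$, $bg$, $de$ with sum $101$ no longer lie on a line, so their blocks may vanish and the count of Section~\ref{sec:BW3} does not apply. Instead we classify the directions in one slice and then show that four slices force $\lambda+\mu+\eta=0$ or violate (A2).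

\subsection{Octahedral configurations}\label{sec:octa}

Consider six vertices forming three \emph{axes} $\alpha\alpha'$, $\beta\beta'$, $\gamma\gamma'$, like the vertices of an octahedron. Its eight faces are the transversals, in two colors: the \emph{lines} $\alpha\beta\gamma',\alpha\beta'\gamma,\alpha'\beta\gamma,\alpha'\beta'\gamma'$ (odd number of primes) and the \emph{stars} $\alpha\beta\gamma,\alpha\beta'\gamma',\alpha'\beta\gamma',\alpha'\beta'\gamma$. A \emph{plane} is a union of two axes. An \emph{octahedral configuration} is a block system on these vertices with all blocks null, $f\ne0$ on lines and planes, and $f=0$ on all other $3$- and $4$-sets. Two vertices from different axes lie on exactly one line and one star, so the block between them is nonzero. An axis is \emph{zero} if its block is $0$. The corner rule gives: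
\begin{enumerate}
\item[(L)] corners of lines are not parallel;
\item[(S)] a triple that is not a line and has nonzero blocks has a parallel corner;
\item[(P)] the $4$-cycles of a plane have nonzero sum;
\item[(K)] the $4$-cycles of a set made of one axis and one vertex from each other axis sum to $0$.
\end{enumerate}
The hypotheses are preserved by permuting the axes and by exchanging primed and unprimed vertices on two axes at once. These symmetries are transitive on pairs (star, vertex of the star).

\begin{lemma}\label{lem:one}
An octahedral configuration cannot have exactly one nonzero axis.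
\end{lemma}

\begin{proof}
Let $q_{\alpha\alpha'}\neq0$ and $q_{\beta\beta'}=q_{\gamma\gamma'}=0$. In the plane $\alpha\alpha'\gamma\gamma'$ only the cycle $\alpha\gamma\alpha'\gamma'$ avoids the zero block, so by (P) it does not vanish: $\gamma\nparallel\gamma'$ at $\alpha,\alpha'$ and $\alpha\nparallel\alpha'$ at $\gamma,\gamma'$. The same holds with $\beta$ for $\gamma$. By (S) for $\{\alpha,\alpha',x\}$, each $x\in\{\beta,\beta',\gamma,\gamma'\}$ lies in $Y=\{x:x\parallel_\alpha\alpha'\}$ or in $Y'=\{x:x\parallel_{\alpha'}\alpha\}$. By (L) and the above, two elements of $Y$ can only be $\{\beta,\gamma\}$ or $\{\beta',\gamma'\}$, and two elements of $Y'$ only $\{\beta,\gamma'\}$ or $\{\beta',\gamma\}$. So $|Y|,|Y'|\le2$, and if both have two elements they meet. Hence $|Y\cup Y'|\le3$.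
\end{proof}

The other two cases that we need lead to the patterns of classes in Table~\ref{tab:classes}. Each is determined by a star (and, for $\Sigma$, the zero axis).

\begin{table}[ht]
\[
\begin{array}{c|l|l}
\text{classes at}&\text{pattern }\Sigma(\alpha\beta\gamma),\ \gamma\gamma'\text{ zero}&\text{pattern }\Omega(\alpha\beta\gamma)\\\hline
\alpha&\{\alpha',\beta,\gamma\}\mid\beta'\mid\gamma'&\{\alpha',\beta,\gamma\}\mid\{\beta',\gamma'\}\\
\beta&\{\beta',\alpha,\gamma\}\mid\alpha'\mid\gamma'&\{\beta',\alpha,\gamma\}\mid\{\alpha',\gamma'\}\\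
\gamma&\{\alpha,\beta\}\mid\{\alpha',\beta'\}&\{\gamma',\alpha,\beta\}\mid\{\alpha',\beta'\}\\
\alpha'&\{\alpha,\gamma'\}\mid\{\beta,\beta'\}\mid\gamma&\alpha\mid\{\beta,\beta'\}\mid\{\gamma,\gamma'\}\\
\beta'&\{\beta,\gamma'\}\mid\{\alpha,\alpha'\}\mid\gamma&\beta\mid\{\alpha,\alpha'\}\mid\{\gamma,\gamma'\}\\
\gamma'&\{\alpha,\beta'\}\mid\{\alpha',\beta\}&\gamma\mid\{\alpha,\alpha'\}\mid\{\beta,\beta'\}
\end{array}
\]
\caption{Direction classes in an octahedral configuration with exactly one zero axis ($\Sigma$) and with no zero axis ($\Omega$), relative to a distinguished star $\alpha\beta\gamma$.}\label{tab:classes}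
\end{table}

\begin{lemma}\label{lem:sigma}
If exactly one axis $\gamma\gamma'$ is zero, then for some star, named $\alpha\beta\gamma$ after renaming, the classes are exactly those of the pattern $\Sigma(\alpha\beta\gamma)$.
\end{lemma}

\begin{proof}
As in Lemma~\ref{lem:one}, (P) for the two planes containing $\gamma\gamma'$ gives
\begin{equation}\label{eq:sig1}
\alpha\nparallel\alpha',\ \beta\nparallel\beta'\ \text{ at }\gamma,\gamma';\qquad\gamma\nparallel\gamma'\ \text{ at }\alpha,\alpha',\beta,\beta'.
\end{equation}
Let $x\in\{\alpha,\alpha'\}$, $y\in\{\beta,\beta'\}$. In the (K)-set $\{\gamma,\gamma',x,y\}$ only the cycle $\gamma x\gamma'y$ avoids the zero block, so it vanishes. Its corners at $x,y$ are not parallel by \eqref{eq:sig1}, and one of the corners at $\gamma,\gamma'$ is a line corner. So the star corner is parallel: $\alpha\parallel_\gamma\beta$, $\alpha'\parallel_\gamma\beta'$, $\alpha\parallel_{\gamma'}\beta'$, $\alpha'\parallel_{\gamma'}\beta$. With \eqref{eq:sig1} this gives the rows $\gamma,\gamma'$.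

Apply (S) to $\{\alpha,\alpha',\gamma\}$ and $\{\alpha,\alpha',\gamma'\}$. By \eqref{eq:sig1} the parallel corners are at $\alpha$ or $\alpha'$, and neither vertex serves both triples. So either $\alpha'\parallel_\alpha\gamma$ and $\alpha\parallel_{\alpha'}\gamma'$, or the same holds with $\gamma,\gamma'$ exchanged; there is the same alternative for the axis $\beta\beta'$. The swap $(\alpha\alpha')(\gamma\gamma')$ changes the alternative for $\beta$ only, and $(\beta\beta')(\gamma\gamma')$ for $\alpha$ only. So we may assume
\begin{equation}\label{eq:sig2}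
\alpha'\parallel_\alpha\gamma,\qquad\alpha\parallel_{\alpha'}\gamma',\qquad\beta'\parallel_\beta\gamma,\qquad\beta\parallel_{\beta'}\gamma'.
\end{equation}
The situation is symmetric under $(\alpha\beta)(\alpha'\beta')$, so each conclusion below comes with its mirror image.

\emph{$\alpha\parallel_{\beta'}\alpha'$ and $\beta\parallel_{\alpha'}\beta'$.} In $\{\alpha,\alpha',\beta'\}$ a parallel corner at $\alpha$ would give $\beta'\parallel_\alpha\gamma$, and one at $\alpha'$ would give $\beta'\parallel_{\alpha'}\gamma'$. Both contradict (L), so by (S) the parallel corner is at $\beta'$.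

\emph{$\beta\parallel_\alpha\gamma$ and $\alpha\parallel_\beta\gamma$.} In the (K)-set $\{\alpha,\alpha',\beta,\gamma\}$ the cycle $\alpha\alpha'\beta\gamma$ vanishes at $\alpha$. Suppose $\beta\nparallel_\alpha\gamma$. The triple $\{\alpha,\alpha',\beta\}$ has no parallel corner at $\alpha$, where $\alpha'\parallel\gamma\nparallel\beta$, nor at $\alpha'$, where it would give $\gamma'\parallel\beta\parallel\beta'$ against (L). So $\alpha\parallel_\beta\alpha'$, the cycle $\alpha\beta\alpha'\gamma$ vanishes, and hence so does $\alpha\alpha'\gamma\beta$. Its corners at $\alpha$ ($\alpha'\nparallel\beta$), at $\alpha'$ ($\alpha\parallel\gamma'\nparallel\gamma$) and at $\gamma$ (line) are not parallel. So $\gamma\parallel_\beta\alpha\parallel_\beta\alpha'$, against (L).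

\emph{$\beta'\nparallel_\alpha\gamma'$ and $\alpha'\nparallel_\beta\gamma'$.} In the (K)-set $\{\beta,\beta',\alpha,\gamma'\}$ the cycle $\beta\beta'\gamma'\alpha$ vanishes at $\beta'$. The cycle $\beta\alpha\beta'\gamma'$ does not vanish: $\beta(\gamma',\alpha)$ is a line corner, $\beta\parallel_\alpha\gamma\nparallel_\alpha\beta'$, $\alpha\parallel_{\beta'}\alpha'\nparallel_{\beta'}\gamma'$, and $\beta\nparallel_{\gamma'}\beta'$. So $\beta\beta'\alpha\gamma'$ does not vanish, and its corner $\alpha(\beta',\gamma')$ is not parallel.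

The remaining classes are distinct: at $\alpha$, $\gamma\nparallel\beta'$ by (L) and $\gamma\nparallel\gamma'$; at $\alpha'$, $\gamma'\nparallel\beta'$ and $\gamma\nparallel\beta$ by (L), and $\gamma\nparallel\gamma'$. The rows $\beta,\beta'$ are the mirror images.
\end{proof}

\begin{lemma}\label{lem:omega}
If all axes are nonzero, then for some star, named $\alpha\beta\gamma$ after renaming, the classes are exactly those of the pattern $\Omega(\alpha\beta\gamma)$.
\end{lemma}

\begin{proof}
\emph{Planes.} In a plane all six blocks are nonzero and none of the four triples is a line. By (P) the three directions at a vertex are not all equal, so each vertex has at most one parallel pair inside the plane. By (S) each vertex has exactly one, and each triple has exactly one parallel corner. Let $o(v)$ be the vertex of the plane other than $v$ outside the parallel pair at $v$; then $o$ is a permutation of the plane without fixed points.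

\emph{Special vertices.} Write $x'$ for the axis partner of $x$. Call $x$ \emph{special with star $xyz$} if $x'\parallel_xy\parallel_xz$. We claim:
\begin{equation}\label{eq:special}
\text{if a star corner at }x\text{ is parallel, then }x\text{ is special (with one of its two stars).}
\end{equation}
Let $xyz$ be a star, so that the lines are $xyz',xy'z,x'yz,x'y'z'$, and let $y\parallel_xz$. Then $z\parallel_xz'$ and $y\parallel_xy'$ are excluded by (L). So $x'\parallel_xz$, and $x$ is special with $xyz$; or $x'\parallel_xz'$, which excludes $x'\parallel_xy$ by (L), so that $x'\parallel_xy'$ and $x$ is special with $xy'z'$. Stars have parallel corners by (S), so special vertices exist.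

Let $x$ be special with star $xyz$. In the plane $xx'yy'$ we have $o(x)=y'$, and we say that the plane has \emph{type} $1,2,3$ \emph{from $x$} according as $o(y')=x,x',y$. This determines $o$, namely $(xy')(x'y)$, $x\to y'\to x'\to y\to x$, or $x\to y'\to y\to x'\to x$, and the parallel pairs are
\[
\begin{array}{c|ccc}
&\text{at }y'&\text{at }x'&\text{at }y\\\hline
\text{type }1&\{x',y\}&\{x,y'\}&\{x,y'\}\\
\text{type }2&\{x,y\}&\{x,y'\}&\{x',y'\}\\
\text{type }3&\{x,x'\}&\{y,y'\}&\{x,y'\}
\end{array}
\]
The same applies to the plane $xx'zz'$.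

\emph{Claim A: one of the two planes through $x$ has type $3$, and $x'$ is not special.} Otherwise $y'\parallel_{x'}x\parallel_{x'}z'$, against (L). In a plane of type $3$ the pair at $x'$ does not contain $x$.

\emph{Claim B: the plane $xx'zz'$ has type $3$ if and only if $x'\parallel_yz'$} (and likewise with $y,z$ exchanged). Use (K) for $\{x,x',y,z'\}$. The cycle $x'xyz'$ vanishes at $x$. The cycle $x'xz'y$ has nonparallel corners at $x'$ ($x\nparallel y$ in all types), at $x$ ($o(x)=z'$) and at $z'$ (line), so it vanishes if and only if $x'\parallel_yz'$. The cycle $x'yxz'$ has nonparallel corners at $x'$ (a star corner, by Claim A and \eqref{eq:special}), at $y$ ($x\nparallel x'$ in all types) and at $x$ (line), so it vanishes if and only if $x\parallel_{z'}x'$, that is, in type $3$. The two traces sum to $0$.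

\emph{Both types are $3$.} Let $\alpha$ be special with star $\alpha\beta\gamma$, and let $I$, $J$ be the types from $\alpha$ of the planes $\alpha\alpha'\beta\beta'$ and $\alpha\alpha'\gamma\gamma'$. Suppose $J=3$. Then $\gamma\parallel_{\alpha'}\gamma'$, and $\alpha'\parallel_\beta\gamma'$ by Claim B, so $\beta$ is special by \eqref{eq:special}.

If $I=2$, then $\alpha'\parallel_\beta\beta'$, so the star of $\beta$ is $\beta\alpha'\gamma'$. The permutation $\beta\to\alpha\to\beta'\to\alpha'\to\beta$ has type $2$ from $\beta$. By Claim A the plane $\beta\beta'\gamma\gamma'$ has type $3$ from $\beta$, and Claim B with $(x,y,z)=(\beta,\alpha',\gamma')$ gives $\beta'\parallel_{\alpha'}\gamma$. Hence $\beta'\parallel_{\alpha'}\gamma'$, against (L).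

If $I=1$, then $\alpha\parallel_\beta\beta'$, so the star of $\beta$ is $\beta\alpha\gamma$, and $(\alpha\beta')(\alpha'\beta)$ has type $1$ from $\beta$. By Claim A the plane $\beta\beta'\gamma\gamma'$ has type $3$ from $\beta$, and neither $\alpha'$ nor $\beta'$ is special. By \eqref{eq:special} the star $\alpha'\beta'\gamma$ has its parallel corner at $\gamma$, so $\alpha'\parallel_\gamma\beta'$, and Claim B gives $I=3$, a contradiction.

So $J=3$ implies $I=3$; by symmetry $I=3$ implies $J=3$, and by Claim A, $I=J=3$.

\emph{The classes.} From $I=3$ we have $\alpha\parallel_\beta\beta'$, so $\beta$ is special with star $\alpha\beta\gamma$, and $\alpha'\parallel_\beta\gamma'$. Symmetrically $\gamma$ is special with $\alpha\beta\gamma$ and $\alpha'\parallel_\gamma\beta'$. The table gives $\beta\parallel_{\alpha'}\beta'$, $\gamma\parallel_{\alpha'}\gamma'$, and $\alpha\parallel\alpha'$ at $\beta'$ and $\gamma'$. By Claim A, $\beta'$ and $\gamma'$ are not special, so the star $\alpha\beta'\gamma'$ has its parallel corner at $\alpha$: $\beta'\parallel_\alpha\gamma'$.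 Claim B with $(x,y,z)=(\beta,\alpha,\gamma)$ shows that the plane $\beta\beta'\gamma\gamma'$ has type $3$ from $\beta$: $\gamma\parallel_{\beta'}\gamma'$ and $\beta\parallel_{\gamma'}\beta'$. All parallelisms of $\Omega(\alpha\beta\gamma)$ are established. The classes are distinct: at $\alpha$, $\beta\nparallel\beta'$, and at $\alpha'$, $\alpha\nparallel\beta$ and $\alpha\nparallel\gamma$, because a vertex has one parallel pair per plane; and $\beta\nparallel_{\alpha'}\gamma$ by (L). The other rows follow in the same way after permuting the axes.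
\end{proof}

\subsection{Gluing the four slices}

By \eqref{eq:W7data} every slice is an octahedral configuration with axes $ac,bg,de$, lines $abd,aeg,bce,cdg$ and stars $abe,agd,bcd,ceg$. The symmetry $(b\,d)(g\,e)$ exchanges $abe\leftrightarrow agd$, and $(a\,c)(d\,e)$ exchanges $abe\leftrightarrow bcd$ and $agd\leftrightarrow ceg$; together they are transitive on the stars. Slices are glued by the observation that a direction at $u$ toward $w$ is the same in all slices containing $u$ and $w$. One quantitative lemma is needed.

\begin{lemma}\label{lem:dagger}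
Let $u\in\{b,g\}$. The following cannot all hold: all $A_{st}\ne0$; $c_0\parallel c_1\parallel u$ at $a_0$ and $a_1$; $a_0\parallel a_1\nparallel u$ at $c_0$ and $c_1$; and $a_0\parallel a_1\nparallel c_t$ at $u$ for $t=0,1$.
\end{lemma}

\begin{proof}
The hypotheses say $A_{st}=k_{st}\,x_s\otimes y_t$ and $q_{a_su}=l_s\,x_s\otimes y$ with nonzero scalars, and $q_{c_tu}=n_t\otimes m_t$ with $[y_t,n_t]\neq0$, $[m_t,y]\ne0$. By (A2), $[x_0,x_1]\neq0$. Apply \eqref{eq:pair3}, \eqref{eq:pair4} to $f(a_0a_1c_tu)=0$. Here $T_3=0$ since $A_{0t}\bar A_{1t}=0$, and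
\[
T_1+T_2=[y_t,n_t][m_t,y][x_0,x_1]\,(-k_{1t}l_0+k_{0t}l_1)=0 .
\]
So $k_{1t}/k_{0t}=l_1/l_0$ for both $t$. Then $\lambda+\mu=[x_0,x_1][y_0,y_1](k_{00}k_{11}-k_{01}k_{10})=0$ and $\eta=0$, contradicting $\lambda+\mu+\eta=2$.
\end{proof}

We also note: \emph{if $c_0\parallel c_1$ at $a_0$ and at $a_1$, all $A_{st}\neq0$, and $a_0\nparallel_{c_t}a_1$ for some $t$, then \emph{(A2)} fails.} Indeed (A3) and \eqref{eq:inner} force $A_{0t},A_{1t}$ to share the direction at the $a$-pair, and then all four do.

By (A1) some slice has a nonzero axis $ac$, so by Lemma~\ref{lem:one} the blocks $q_{bg},q_{de}$ are not both zero.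

\emph{Case I: exactly one of $q_{bg},q_{de}$ is nonzero.} Using $(b\,d)(g\,e)$, let $q_{bg}\ne0=q_{de}$. By Lemma~\ref{lem:one} all $A_{st}\ne0$, and each slice has a pattern $\Sigma(S)$ with zero axis $de$. Table~\ref{tab:classes} gives the classes at $b$:
\[
\begin{array}{c|cccc}
S&abe&agd&bcd&ceg\\\hline
\text{at }b&\{g,a,e\}\mid c\mid d&\{g,e\}\mid\{a,c\}\mid d&\{g,c,d\}\mid a\mid e&\{g,d\}\mid\{a,c\}\mid e
\end{array}
\]
So $g\parallel_be$ holds exactly when $a\in S$. This does not depend on the slice, and using $(a\,c)(d\,e)$ we may assume that all stars lie in $\{abe,agd\}$. The other classes needed are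
\[
\begin{array}{c|ccc}
S&\text{at }a&\text{at }c&\text{at }u\\\hline
abe&\{c,b,e\}\mid g\mid d&\{a,d\}\mid\{b,g\}\mid e&u=b:\ \{g,a,e\}\mid c\mid d\\
agd&\{c,g,d\}\mid b\mid e&\{a,e\}\mid\{b,g\}\mid d&u=g:\ \{b,a,d\}\mid c\mid e
\end{array}
\]
The relation $b\parallel_{a_s}e$ shows that $S$ depends only on $s$, and then $c_0\parallel_{a_s}c_1$. If $S=abe$ for both $s$, Lemma~\ref{lem:dagger} applies with $u=b$; if $S=agd$ for both, with $u=g$. In the mixed case one of $a_0,a_1$ is parallel to $d$ at $c_t$ and the other to $e$, while $d\nparallel_{c_t}e$. So $a_0\nparallel_{c_t}a_1$ and (A2) fails.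

\emph{Case II: $q_{bg}\neq0$ and $q_{de}\neq0$.} A slice with $A_{st}\ne0$ has a pattern $\Omega(S)$. Among $b,g,d,e$, which belong to all slices, the relations are
\[
\begin{array}{c|cccc}
S&abe&agd&bcd&ceg\\\hline
\text{at }b&g\parallel e\nparallel d&d\parallel e\nparallel g&g\parallel d\nparallel e&d\parallel e\nparallel g\\
\text{at }g&d\parallel e\nparallel b&b\parallel d\nparallel e&d\parallel e\nparallel b&b\parallel e\nparallel d
\end{array}
\]
The four columns are pairwise incompatible, so all these slices have the same star, and by symmetry $S=abe$. By (A1) each $c_t$ lies in a slice with pattern $\Omega(abe)$, so $b\parallel_{c_t}g$ for both $t$. If some $A_{st}$ were $0$, that slice would have a pattern $\Sigma$ with zero axis $ac$, in which axis partners are not parallel at the vertices of the zero axis, so $b\nparallel_{c_t}g$. Hence all slices have pattern $\Omega(abe)$, with classes $\{c,b,e\}\mid\{g,d\}$ at $a$, $\{g,a,e\}\mid\{c,d\}$ at $b$, and $a\mid\{b,g\}\mid\{d,e\}$ at $c$. In particular $c_0\parallel c_1\parallel b$ at $a_s$. By the remark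 after Lemma~\ref{lem:dagger}, $a_0\parallel a_1$ at $c_0$ and $c_1$, and Lemma~\ref{lem:dagger} applies with $u=b$.

Both cases are contradictory, so $|W_7\rangle$ is not liftable.

\section{The graph $W_5$: three pairs}\label{sec:W5}

\subsection{Setting and symmetries}

Take $S=\{v_1,v_3\}$. The columns are $10$ for $v_1,v_5$, $01$ for $v_3,v_4$, and $11$ for $v_2,h$. Put $P_1=\{1_0,1_1\}=\{v_1,v_5\}$, $P_2=\{2_0,2_1\}=\{v_3,v_4\}$, $P_3=\{3_0,3_1\}=\{v_2,h\}$, in this order. Then $f(X)\ne0$ if and only if the numbers $|X\cap P_i|$ have the same parity. The edges outside $S$ are $hv_2,hv_4,hv_5,v_4v_5$, so $f(P_1)=f(P_2)=1$, $f(P_3)=-1$, $f(P_1\cup P_2)=-1$, $f(P_1\cup P_3)=f(P_2\cup P_3)=1$, and $f(1_s2_t3_r)=(-1)^{st+tr+rs}$. Rescaling with $t_v=\mathrm i$ on $P_1\cup P_2$ and $t_v=-1$ on $P_3$ gives the symmetric form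
\begin{equation}\label{eq:W5data}
f(P_i)=-1,\qquad f(P_i\cup P_j)=-1,\qquad f(1_s2_t3_r)=F(s,t,r):=(-1)^{st+tr+rs},
\end{equation}
with $f=0$ on all other $X\neq\emptyset,V$. For an index $s\in\{0,1\}$ write $s'=1-s$. We shall use
\begin{equation}\label{eq:Fid}
F(0,t,r)F(1,t,r)=(-1)^{t+r},\quad\frac{F(0,0,r)F(1,1,r)}{F(0,1,r)F(1,0,r)}=-1,\quad F(s,t,r)F(s',t',r')=-1,
\end{equation}
and their images under permutation of the arguments.

Suppose $f=f_q$ and gauge $q_{i_0i_1}=1$ for $i=1,2,3$. The other blocks form three \emph{tensors}
\[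
A_{st}=q_{1_s2_t}=x_{st}\otimes y_{st},\qquad B_{tr}=q_{2_t3_r}=u_{tr}\otimes v_{tr},\qquad C_{rs}=q_{3_r1_s}=w_{rs}\otimes z_{rs},
\]
so that $x,z$ are directions at $P_1$, $y,u$ at $P_2$, and $v,w$ at $P_3$. All are null, and nonzero because
\begin{equation}\label{eq:Ftrace}
F(s,t,r)=\operatorname{tr}(A_{st}B_{tr}C_{rs})=[y_{st},u_{tr}][v_{tr},w_{rs}][z_{rs},x_{st}]\neq0 .
\end{equation}

Two kinds of symmetry produce new solutions. \emph{Permuting the pairs} is allowed since $F$ is symmetric. The cyclic shift replaces $(A,B,C)$ by $(B,C,A)$ and $(x,y;u,v;w,z)$ by $(u,v;w,z;x,y)$; a transposition permutes the tensors and replaces each by its adjugate with transposed indices, which exchanges the two factors. Any ordered pair of distinct tensors can be moved to any other. \emph{Relabeling inside a pair}, say $1_0\leftrightarrow1_1$, multiplies $F$ by $(-1)^{t+r}$. Rescaling $2_t$ by $\mathrm i(-1)^t$, $3_r$ by $\mathrm i(-1)^r$ and $1_s$ by $-1$ restores \eqref{eq:W5data}: the product over each pair is $1$, and square roots with product $1$ keep $q_{i_0i_1}=1$. So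 the tensors change only by relabeling and nonzero scalars.

The equations are as follows. From $f(P_1\cup2_t)=f(P_2\cup1_s)=0$ and $f(P_1\cup P_2)=-1$,
\begin{equation}\label{eq:Aeq}
\langle A_{0t},A_{1t}\rangle=0,\qquad\langle A_{s0},A_{s1}\rangle=0,\qquad\lambda+\mu+\eta=2,
\end{equation}
and the same for $B$ and $C$. From $f(P_1\cup\{2_t,3_r\})=0$ we get $T_1+T_2+T_3=0$ with
\begin{equation}\label{eq:P1}
\begin{gathered}
T_1=\operatorname{tr}(A_{1t}B_{tr}C_{r0}),\qquad T_2=\operatorname{tr}(A_{0t}B_{tr}C_{r1}),\\
T_3=\operatorname{tr}(A_{0t}\bar A_{1t}\bar C_{r1}C_{r0})=[y_{0t},y_{1t}][x_{1t},z_{r1}][w_{r1},w_{r0}][z_{r0},x_{0t}],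
\end{gathered}
\end{equation}
and cyclically
\begin{align}
\operatorname{tr}(B_{1r}C_{rs}A_{s0})+\operatorname{tr}(B_{0r}C_{rs}A_{s1})+\operatorname{tr}(B_{0r}\bar B_{1r}\bar A_{s1}A_{s0})&=0,\label{eq:P2}\\
\operatorname{tr}(C_{1s}A_{st}B_{t0})+\operatorname{tr}(C_{0s}A_{st}B_{t1})+\operatorname{tr}(C_{0s}\bar C_{1s}\bar B_{t1}B_{t0})&=0.\label{eq:P3}
\end{align}

Directions at one pair are compared through the \emph{cross ratio}
\[
\operatorname{cr}(z_0,z_1;x_0,x_1)=\frac{[z_0,x_0][z_1,x_1]}{[z_0,x_1][z_1,x_0]}.
\]
It does not depend on the scale of the vectors, is symmetric in the two families, is inverted when $z_0,z_1$ or $x_0,x_1$ are exchanged, and equals $1$ if $z_0\parallel z_1$ or $x_0\parallel x_1$. If $\chi\neq0$ denotes it, \eqref{eq:plucker} gives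
\begin{equation}\label{eq:cr}
[z_0,z_1][x_0,x_1]=(1-\chi^{-1})[z_0,x_0][z_1,x_1],\qquad\frac{[z_0,z_1]^2[x_0,x_1]^2}{\prod_{r,s}[z_r,x_s]}=\frac{(\chi-1)^2}{\chi}.
\end{equation}

\subsection{The three types of a tensor}

A slice $\{1_s,2_t,3_r\}$ is only a triangle, so there is little combinatorics inside slices. The structure comes from \eqref{eq:Aeq}, which leaves three shapes for each tensor.

\begin{lemma}\label{lem:types}
Four nonzero null matrices $A_{st}$ satisfying \eqref{eq:Aeq} have exactly one of the following types, where $x_0\nparallel x_1$, $y_0\nparallel y_1$, $x_*\nparallel x_\circ$, $y_*\nparallel y_\circ$, and $D=[x_0,x_1][y_0,y_1]$.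
\begin{enumerate}
\item[$\mathsf R$:] $A_{st}=a_{st}\,x_s\otimes y_t$; then $\lambda=a_{00}a_{11}D$, $\mu=-a_{01}a_{10}D$ and $\lambda+\mu=2$.
\item[$\mathsf S$:] $A_{st}=a_{st}\,x_t\otimes y_s$; then $\lambda=a_{00}a_{11}D$, $\mu=-a_{01}a_{10}D$ and $\lambda+\mu-\lambda\mu=2$.
\item[$\mathsf D$:] for some $(i,j)$, $A_{ij}\propto x_*\otimes y_\circ$, $A_{i'j'}\propto x_\circ\otimes y_*$, and $A_{ij'},A_{i'j}\propto x_\circ\otimes y_\circ$; then $\langle A_{ij},A_{i'j'}\rangle=2$.
\end{enumerate}
\end{lemma}

\begin{proof}
Let $\lambda,\mu\neq0$. The matrix $A_{00}$ shares a factor with $A_{01}$ and with $A_{10}$. It is proportional to neither, and it does not share the same factor with both, since each of these would give $\mu=0$. The matrix $A_{11}$ shares no factor with $A_{00}$ but one with each of $A_{01},A_{10}$. If $A_{00}\propto x_0\otimes y_0$, $A_{01}\propto x_0\otimes y_1$, $A_{10}\propto x_1\otimes y_0$, this forces $A_{11}\propto x_1\otimes y_1$, type $\mathsf R$, with $\eta=0$ as $A_{00}\bar A_{10}=0$. In the other case $A_{01}\propto x_1\otimes y_0$,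 $A_{10}\propto x_0\otimes y_1$, $A_{11}\propto x_1\otimes y_1$, type $\mathsf S$, with $\eta=a_{00}a_{10}a_{11}a_{01}[y_0,y_1][x_0,x_1][y_1,y_0][x_1,x_0]=-\lambda\mu$. The values of $\lambda,\mu$ follow from \eqref{eq:inner}.

Let $\mu=0\neq\lambda$, so $A_{00}=x_0\otimes y_0$ and $A_{11}=x_1\otimes y_1$ with $D\ne0$. A null matrix orthogonal to both is a multiple of $x_0\otimes y_1$ or of $x_1\otimes y_0$, and $\mu=0$ makes $A_{01},A_{10}$ proportional. This is type $\mathsf D$ with $(i,j)=(1,1)$ and $A_{11}\bar A_{01}=0$ in the first case, and with $(i,j)=(0,0)$ and $A_{00}\bar A_{10}=0$ in the second. So $\eta=0$ and $\lambda=2$. Exchanging the second indices exchanges $\lambda,\mu$ and fixes $\eta$ (take the adjugate), which settles $\lambda=0\neq\mu$.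

Let $\lambda=\mu=0$, so that the four matrices are pairwise orthogonal. If two share the first factor but not the second, any other one cannot share the second factor with both, so it shares the first. The same holds with the factors exchanged, so all four share one factor, and $\lambda+\mu+\eta=0\ne2$.
\end{proof}

The types are preserved by all symmetries. Let $u$ be a vertex outside a pair $P=\{p_0,p_1\}$; the blocks $q_{p_0u},q_{p_1u}$ are orthogonal and, by Lemma~\ref{lem:types}, not proportional. Call $u$ \emph{outer for $P$} if they share the direction at $u$, and \emph{inner for $P$} if they share the direction at the pair; this common direction is then the \emph{own direction} of $u$ at $P$. A tensor of type $\mathsf R$ makes all four of its vertices outer for the opposite pair, and type $\mathsf S$ makes them inner. For $A$ of type $\mathsf D$: $2_j$ is outer and $2_{j'}$ inner for $P_1$; $1_{i'}$ is outer and $1_i$ inner for $P_2$. The point of the distinction is that \emph{$T_3=0$ in \eqref{eq:P1} if $2_t$ or $3_r$ is outer for $P_1$}, so that the equation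 has two terms.

\begin{lemma}\label{lem:FO}
Let $2_t$ be outer for $P_1$, $A_{st}=\xi_s\otimes y$, and let $3_r$ be inner for $P_1$ with own direction $z_r$. Then $X_r=[z_r,\xi_1]/[z_r,\xi_0]$ satisfies $X_r^2=-(-1)^{t+r}$, and $T_1^2=-(-1)^{t+r}$. If both $3_0,3_1$ are inner for $P_1$, then $\operatorname{cr}(z_0,z_1;\xi_0,\xi_1)^2=-1$.
\end{lemma}

\begin{proof}
Write $C_{rs}=w_{rs}\otimes z_r$. Comparing \eqref{eq:P1} with \eqref{eq:Ftrace}, $T_1=F(0,t,r)X_r$ and $T_2=F(1,t,r)X_r^{-1}$, and $T_1+T_2=0$. The cross ratio is $X_1/X_0$.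
\end{proof}

By symmetry the lemma holds at every pair and for either order of the two outside pairs. We now exclude all combinations of types.

\subsection{Some tensor has type $\mathsf R$}

\begin{lemma}\label{lem:R}
Let $2_t$ be outer for $P_1$, $A_{st}=\xi_s\otimes y$, and let $C_{rs}=c_{rs}\,w_r\otimes z_s$ have type $\mathsf R$. Then $z_s\parallel\xi_{s'}$ for $s=0,1$.
\end{lemma}

\begin{proof}
After removing the nonzero factor $[y,u_{tr}][v_{tr},w_r]$, the equation $T_1+T_2=0$ reads $c_{r0}[z_0,\xi_1]+c_{r1}[z_1,\xi_0]=0$ for $r=0,1$. If one bracket is nonzero, both are, and $c_{r1}/c_{r0}$ is independent of $r$. But $\frac{c_{r1}}{c_{r0}}\frac{[z_1,\xi_1]}{[z_0,\xi_0]}=\frac{F(1,t,r)}{F(0,t,r)}=(-1)^{t+r}$ depends on $r$.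
\end{proof}

\emph{$\mathsf R$ and $\mathsf D$ do not occur together.} By symmetry let $C$ be $\mathsf R$ and $A$ be $\mathsf D$. Lemma~\ref{lem:R} with $t=j$ gives $z_i\parallel\xi_{i'}\parallel x_\circ$. But $x_{ij'}\parallel x_\circ$, so $F(i,j',r)=0$, a contradiction.

\emph{$\mathsf{RRS}$ does not occur.} By symmetry let $A,B$ be $\mathsf R$ and $C_{rs}=c_{rs}\,w_s\otimes z_r$ be $\mathsf S$. Lemma~\ref{lem:FO} applies for all $t,r$, and
\[
\frac{T_1}{F(1,t,r)}=\frac{\operatorname{tr}(A_{1t}B_{tr}C_{r0})}{\operatorname{tr}(A_{1t}B_{tr}C_{r1})}=\frac{c_{r0}[v_{tr},w_0]}{c_{r1}[v_{tr},w_1]}.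
\]
The square of the left side is $-(-1)^{t+r}$, which depends on $t$; the right side does not, since $v_{0r}\parallel v_{1r}$ in type $\mathsf R$. There remain $\mathsf{RRR}$ and $\mathsf{RSS}$.

\emph{$\mathsf{RRR}$.} Write $A_{st}=a_{st}x_s\otimes y_t$, $B_{tr}=b_{tr}u_t\otimes v_r$, $C_{rs}=c_{rs}w_r\otimes z_s$. In the second identity of \eqref{eq:Fid} all brackets and the scalars $b,c$ cancel, so $a_{00}a_{11}=-a_{01}a_{10}$ and $\lambda=\mu=1$. Thus $\langle A_{00},A_{11}\rangle=1$, and cyclically $\langle B_{00},B_{11}\rangle=\langle C_{00},C_{11}\rangle=1$. By Lemma~\ref{lem:R}, $[z_0,x_1]=0$, so \eqref{eq:plucker} gives $[z_0,x_0][z_1,x_1]=[z_0,z_1][x_0,x_1]$, and cyclically the same for $(y,u)$ and $(v,w)$. Multiplying and using \eqref{eq:inner},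
\[
F(0,0,0)F(1,1,1)=\langle A_{00},A_{11}\rangle\langle B_{00},B_{11}\rangle\langle C_{00},C_{11}\rangle=1,
\]
against the third identity of \eqref{eq:Fid}.

\emph{$\mathsf{RSS}$.} Let $A_{st}=a_{st}x_s\otimes y_t$, $B_{tr}=b_{tr}u_r\otimes v_t$, $C_{rs}=c_{rs}w_s\otimes z_r$, so
\[
F(s,t,r)=a_{st}b_{tr}c_{rs}[y_t,u_r][v_t,w_s][z_r,x_s].
\]
The equations at $P_1$ and $P_2$ have two terms and fix cross ratios; the three-term equation at $P_3$ then fails. At $P_1$, Lemma~\ref{lem:FO} with $\xi_s=a_{st}x_s$ shows that $\chi_1=\operatorname{cr}(z_0,z_1;x_0,x_1)$ has $\chi_1^2=-1$; comparing $t=0,1$ at fixed $r$ shows that $a_\times=a_{00}a_{11}/(a_{01}a_{10})$ has $a_\times^2=-1$. At $P_2$, where $1_s$ is outer and $3_r$ is inner with own direction $u_r$, $\chi_2=\operatorname{cr}(y_0,y_1;u_0,u_1)$ has $\chi_2^2=-1$.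

Let $G_s=\frac{c_{1s}[z_1,x_s]}{c_{0s}[z_0,x_s]}$ and $E_t=\frac{b_{t1}[y_t,u_1]}{b_{t0}[y_t,u_0]}$. Then $G_sE_t=F(s,t,1)/F(s,t,0)=(-1)^{s+t}$, so $G_s^2=G^2$ does not depend on $s$. The first two terms of \eqref{eq:P3} are $F(s,t,0)G_s$ and $F(s,t,1)G_s^{-1}$, so the third term $T_{st}$ satisfies
\[
T_{st}^2=\gamma+2(-1)^{s+t},\qquad\gamma=G^2+G^{-2}.
\]
Directly, $T_{st}=c_{0s}c_{1s}b_{t0}b_{t1}[z_0,z_1][u_0,u_1][v_t,w_s]^2$. Dividing by $F(s,t,0)F(s,t,1)=(-1)^{s+t}$,
\[
T_{st}=\frac{(-1)^{s+t}[z_0,z_1][u_0,u_1]}{a_{st}^2[z_0,x_s][z_1,x_s][y_t,u_0][y_t,u_1]}.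
\]
Hence $T_{00}T_{11}/(T_{01}T_{10})=a_\times^{-2}=-1$. Squaring, $(\gamma+2)^2=(\gamma-2)^2$, so $\gamma=0$ and $(T_{00}T_{11})^2=4$. On the other hand $(\chi-1)^2/\chi=-2$ when $\chi^2=-1$, so \eqref{eq:cr} for $\chi_1$ and $\chi_2$ gives $T_{00}T_{11}=4/(a_{00}a_{11}D)^2=4/\lambda^2$. From $\mu=-\lambda/a_\times$ and $\lambda+\mu=2$ we get $\lambda=2a_\times/(a_\times-1)$ and $\lambda^2=-4/(-2a_\times)=2/a_\times$. So $T_{00}T_{11}=2a_\times$, whose square is $-4$, a contradiction.

\subsection{A vertex that is inner for both other pairs}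

From now on all types are $\mathsf S$ or $\mathsf D$, and inner vertices are frequent. Suppose that $3_r$ is inner for $P_1$ and for $P_2$. Then $B$ and $C$ enter the equations involving $3_r$ through few parameters, and these equations become linear in the inverse squares of four numbers attached to $A$. After relabeling $P_3$ let $r=0$, so $F_{st}:=F(s,t,0)=(-1)^{st}$, and write
\[
C_{0s}=c_s\,w_s\otimes z,\qquad B_{t0}=b_t\,u\otimes v_t,\qquad A_{st}=a_{st}\,x_{st}\otimes y_{st},\qquad\nu=\operatorname{cr}(v_0,v_1;w_0,w_1),
\]
and $\hat a_{st}=a_{st}[y_{st},u][z,x_{st}]$, $m_{st}=\hat a_{st}^{-2}$. Then $F_{st}=\hat a_{st}c_sb_t[v_t,w_s]$, and $F_{00}F_{11}=-F_{01}F_{10}$ gives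
\begin{equation}\label{eq:nu}
\frac{\hat a_{00}\hat a_{11}}{\hat a_{01}\hat a_{10}}=-\frac1\nu .
\end{equation}
Put $x_0=x_{00}$, $y_0=y_{00}$, $x_1=x_{11}$, $y_1=y_{11}$, so $\lambda=a_{00}a_{11}[x_0,x_1][y_0,y_1]$, and
\[
\Gamma=\frac{c_0c_1[w_0,w_1][y_0,y_1]}{[y_0,u][y_1,u]},\qquad\Gamma'=\frac{b_0b_1[v_0,v_1][x_0,x_1]}{[z,x_0][z,x_1]}.
\]
From $-1=F_{00}F_{11}=\hat a_{00}\hat a_{11}c_0c_1b_0b_1[v_0,w_0][v_1,w_1]$ and the first identity of \eqref{eq:cr},
\begin{equation}\label{eq:GG}
\Gamma\,\Gamma'=-\Big(1-\frac1\nu\Big)\lambda\,m_{00}m_{11}.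
\end{equation}

\emph{Column equations.} In \eqref{eq:P1}, $T_1=F_{0t}\hat a_{1t}/\hat a_{0t}$ and $T_2=F_{1t}\hat a_{0t}/\hat a_{1t}$, so $T_1+T_2=\hat a_{0t}\hat a_{1t}(F_{0t}m_{0t}+F_{1t}m_{1t})$. If $(y_{0t},y_{1t})=(y_0,y_1)$ and $x_{0t}=x_{1t}=x$, then $T_3=a_{0t}a_{1t}c_0c_1[y_0,y_1][w_0,w_1][z,x]^2=\hat a_{0t}\hat a_{1t}\Gamma$. Hence $F_{0t}m_{0t}+F_{1t}m_{1t}$ equals $-\Gamma$ in this case, and $0$ if $2_t$ is outer for $P_1$.

\emph{Row equations.} The first two terms of \eqref{eq:P2} are $F_{s1}\hat a_{s0}/\hat a_{s1}$ and $F_{s0}\hat a_{s1}/\hat a_{s0}$. If $(x_{s0},x_{s1})=(x_0,x_1)$ and $y_{s0}=y_{s1}=y$, the third is $a_{s0}a_{s1}b_0b_1[v_0,v_1][x_0,x_1][y,u]^2=\hat a_{s0}\hat a_{s1}\Gamma'$. Hence $F_{s0}m_{s0}+F_{s1}m_{s1}$ equals $-\Gamma'$ in this case, and $0$ if $1_s$ is outer for $P_2$.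

\begin{lemma}\label{lem:SOO}
If $3_r$ is inner for $P_1$ and $P_2$, then $A$ does not have type $\mathsf S$.
\end{lemma}

\begin{proof}
Let $A_{st}=a_{st}\,x_t\otimes y_s$. The column and row equations are
\[
m_{00}+m_{10}=m_{01}-m_{11}=-\Gamma,\qquad m_{00}+m_{01}=m_{10}-m_{11}=-\Gamma'.
\]
Subtracting, $\Gamma'-\Gamma=m_{10}-m_{01}=m_{01}-m_{10}$. So $m_{10}=m_{01}$, $\Gamma=\Gamma'$ and $m_{11}=-m_{00}$. Put $\tau=\hat a_{11}/\hat a_{00}$, $\kappa=\hat a_{10}/\hat a_{01}$, $\theta=\kappa/\tau$; then $\tau^2=-1$, $\kappa^2=1$, $\theta^2=-1$. By \eqref{eq:nu}, $m_{01}/m_{00}=-\theta/\nu$. With $\Gamma=\Gamma'=-(m_{00}+m_{01})$, equation \eqref{eq:GG} becomes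
\begin{equation}\label{eq:first}
(\nu-\theta)^2=\nu(\nu-1)\lambda .
\end{equation}
The products $\hat a_{00}\hat a_{11}$ and $\hat a_{01}\hat a_{10}$ contain the same four brackets, so $\mu=-\lambda\,\hat a_{01}\hat a_{10}/(\hat a_{00}\hat a_{11})=\nu\lambda$. Together with $\lambda+\mu-\lambda\mu=2$ these are two equations for $\lambda,\nu$, and we need a third. It comes from $f(P_1\cup P_2\cup3_0)=0$, the only $5$-set used in the paper.

A product of a $2$-cycle and a $3$-cycle vanishes, since only $P_1,P_2$ have nonzero determinant and $f(P_2\cup3_0)=f(P_1\cup3_0)=0$. So the traces of the twelve $5$-cycles sum to $0$. We sort them by the two neighbors of $3_0$.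

\emph{Neighbors $1_s$ and $2_t$ (eight cycles).} The cycles $3_01_s1_{s'}2_{t'}2_t$ and $3_01_s2_{t'}1_{s'}2_t$ have traces $\Pi_{st}=\operatorname{tr}(C_{0s}A_{s't'}B_{t0})$ and $\operatorname{tr}(C_{0s}A_{st'}\bar A_{s't'}A_{s't}B_{t0})$. For type $\mathsf S$,
\[
A_{st'}\bar A_{s't'}A_{s't}=-a_{st'}a_{s't'}a_{s't}[y_s,y_{s'}][x_{t'},x_t]\,x_{t'}\otimes y_{s'}=-\langle A_{st'},A_{s't}\rangle A_{s't'},
\]
so the two traces add up to $(1-\mu)\Pi_{st}$ if $s=t$ and to $(1-\lambda)\Pi_{st}$ if $s\neq t$. Since $\Pi_{st}=F_{st}\hat a_{s't'}/\hat a_{st}$, we get $\Pi_{00}=\tau$, $\Pi_{11}=-1/\tau=\tau$, $\Pi_{01}=\kappa$, $\Pi_{10}=1/\kappa=\kappa$. The total is $2\tau(1-\mu)+2\kappa(1-\lambda)$.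

\emph{Neighbors $1_0,1_1$ (two cycles $3_01_02_t2_{t'}1_1$).} The trace is
\[
\operatorname{tr}(C_{00}A_{0t}\bar A_{1t'}\bar C_{01})=a_{0t}a_{1t'}c_0c_1[y_0,y_1][w_0,w_1][z,x_0][z,x_1]=\hat a_{0t}\hat a_{1t'}\Gamma .
\]

\emph{Neighbors $2_0,2_1$ (two cycles $3_02_01_s1_{s'}2_1$).} The trace is
\[
\operatorname{tr}(\bar B_{00}\bar A_{s0}A_{s'1}B_{10})=a_{s0}a_{s'1}b_0b_1[x_0,x_1][v_0,v_1][y_0,u][y_1,u]=\hat a_{s0}\hat a_{s'1}\Gamma' .
\]

The last four cycles sum to $(\hat a_{00}\hat a_{11}+\hat a_{01}\hat a_{10})(\Gamma+\Gamma')=-2(\tau/m_{00}+\kappa/m_{01})(m_{00}+m_{01})$. The vanishing of the total reads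
\[
\tau(1-\mu)+\kappa(1-\lambda)=\tau+\kappa+\tau\frac{m_{01}}{m_{00}}+\kappa\frac{m_{00}}{m_{01}}=\tau+\kappa-\frac\kappa\nu-\tau\nu,
\]
that is, after inserting $\mu=\nu\lambda$ and multiplying by $\nu/\tau$,
\begin{equation}\label{eq:second}
\lambda\nu(\nu+\theta)=\nu^2+\theta .
\end{equation}
Multiply \eqref{eq:first} by $\nu+\theta$ and use \eqref{eq:second}: $(\nu^2+1)(\nu-\theta)=(\nu-1)(\nu^2+\theta)$. The difference of the two sides is $(1-\theta)\nu(\nu+1)$, so $\nu=-1$. Then \eqref{eq:second} gives $\lambda=(1+\theta)/(1-\theta)=\theta$ and $\lambda^2=-1$, whereas $\mu=-\lambda$ and $\lambda+\mu-\lambda\mu=2$ give $\lambda^2=2$.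
\end{proof}

\begin{lemma}\label{lem:DOO}
If $3_r$ is inner for $P_1$ and $P_2$ and $A$ has type $\mathsf D$, then $\nu^2\neq-1$.
\end{lemma}

\begin{proof}
Relabeling $P_1,P_2$ replaces $\nu$ by $\nu^{\pm1}$, so we may assume $(i,j)=(1,1)$. Then $x_0=x_\circ$, $x_1=x_*$, $y_0=y_*$, $y_1=y_\circ$, the blocks $A_{01},A_{10}$ are multiples of $x_0\otimes y_1$, and $\lambda=2$. The vertex $2_1$ is outer for $P_1$ and $1_0$ is outer for $P_2$, so $m_{01}-m_{11}=0$ and $m_{00}+m_{01}=0$. The column $t=0$ and the row $s=1$ give $m_{00}+m_{10}=-\Gamma$ and $m_{10}-m_{11}=m_{10}+m_{00}=-\Gamma'$. Squaring \eqref{eq:nu}, $\nu^{-2}=m_{01}m_{10}/(m_{00}m_{11})=m_{10}/m_{00}$. By \eqref{eq:GG}, $(m_{00}+m_{10})^2=2(1-\nu^{-1})m_{00}^2$, that is, $(1+\nu^{-2})^2=2(1-\nu^{-1})$. If $\nu^2=-1$, the left side vanishes and $\nu=1$, a contradiction.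
\end{proof}

By symmetry both lemmas hold for each tensor and each vertex of the third pair.

\subsection{Only types $\mathsf S$ and $\mathsf D$}

For tensors of type $\mathsf D$ we record where the exceptional directions sit: $x_*$ at $(s,t)=(i_1,i_2)$ and $y_*$ at $(i_1',i_2')$; $u_*$ at $(t,r)=(j_2,j_3)$ and $v_*$ at $(j_2',j_3')$; $w_*$ at $(r,s)=(k_3,k_1)$ and $z_*$ at $(k_3',k_1')$.

\emph{$\mathsf{SSS}$.} The vertex $3_0$ is inner for $P_1$ and $P_2$, against Lemma~\ref{lem:SOO}.

\emph{$\mathsf{SSD}$.} Let $A$ be $\mathsf D$ and $B,C$ be $\mathsf S$. The vertex $1_{i_1}$ is inner for $P_2$ (from $A$) and for $P_3$ (from $C$), against Lemma~\ref{lem:SOO} for $B$.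

\emph{$\mathsf{SDD}$.} Let $B_{tr}=b_{tr}\,u_r\otimes v_t$ be $\mathsf S$ and $A,C$ be $\mathsf D$. The blocks $C_{k_3k_1}\propto w_*\otimes z_\circ$ and $C_{k_3k_1'}\propto w_\circ\otimes z_\circ$ show that $3_{k_3}$ is inner for $P_1$, and it is inner for $P_2$ since $B$ is $\mathsf S$. Lemma~\ref{lem:DOO} gives $\operatorname{cr}(v_0,v_1;w_*,w_\circ)^2\neq-1$. On the other hand $C_{k_3k_1}\propto w_*\otimes z_\circ$ and $C_{k_3'k_1}\propto w_\circ\otimes z_\circ$ show that $1_{k_1}$ is outer for $P_3$, with directions $w_*,w_\circ$ at the pair, while $2_0,2_1$ are inner for $P_3$ with own directions $v_0,v_1$. Lemma~\ref{lem:FO} at $P_3$ says that the same cross ratio has square $-1$.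

\emph{$\mathsf{DDD}$.} As for $\mathsf{RRR}$ we evaluate $F$ at two antipodal points. The known inner products are those of the two exceptional blocks of each tensor, so we need the relative position of the directions and a point that is exceptional for all three tensors.

\emph{Step 1: $\operatorname{cr}(z_*,z_\circ;x_*,x_\circ)=-1$, and likewise for $(y,u)$ and $(v,w)$.} Take $t=i_2$, so that $2_t$ is outer for $P_1$ and $A_{st}=\xi_s\otimes y$ with $\{\xi_0,\xi_1\}$ in the directions $x_*,x_\circ$. For each $r$, \eqref{eq:P1} gives $T_1=-T_2$ with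
\[
T_1=F(0,t,r)\frac{[z_{r0},\xi_1]}{[z_{r0},\xi_0]},\qquad T_2=F(1,t,r)\frac{[z_{r1},\xi_0]}{[z_{r1},\xi_1]}.
\]
Both $z_{k_30},z_{k_31}$ are parallel to $z_\circ$, so \eqref{eq:Ftrace} at $(i_1,i_2',k_3)$ and $(i_1,i_2,k_3)$ gives $[z_\circ,x_\circ]\ne0$ and $[z_\circ,x_*]\neq0$. For each $r$ one of $z_{r0},z_{r1}$ is parallel to $z_\circ$, so one of $T_1,T_2$ is nonzero, hence both are. Then $T_1/T_2=-1$ says
\[
\Phi_r:=\frac{[z_{r0},\xi_1][z_{r1},\xi_1]}{[z_{r0},\xi_0][z_{r1},\xi_0]}=-(-1)^{t+r}.
\]
The rows $r=k_3$ and $r=k_3'$ differ by replacing one $z_\circ$ with $z_*$, so $-1=\Phi_{k_3'}/\Phi_{k_3}=\operatorname{cr}(z_\circ,z_*;\xi_0,\xi_1)$. The value $-1$ is insensitive to the order within each family. The other two cases follow by the cyclic symmetry.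

\emph{Step 2: $i_1+i_2+j_2+j_3+k_3+k_1$ is even.} Dividing the second identity of \eqref{eq:Fid} for $r=0$ by that for $r=1$ gives $\prod_{s,t,r}F(s,t,r)^{(-1)^{s+t+r}}=1$. Insert \eqref{eq:Ftrace}. For fixed $s$ the brackets $[z_{rs},x_{st}]$ contribute $\operatorname{cr}(z_{0s},z_{1s};x_{s0},x_{s1})^{\pm1}$, which is $1$ unless $z_*$ and $x_*$ both occur, that is, unless $s=k_1'=i_1$, in which case it is $-1$ by Step 1. So the $(z,x)$ brackets contribute $(-1)^{i_1+k_1}$. Cyclically, the $(y,u)$ brackets contribute $(-1)^{i_2+j_2}$ and the $(v,w)$ brackets $(-1)^{j_3+k_3}$.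

\emph{Step 3.} Choose $(s,t,r)$ with $s+t\equiv i_1+i_2$ and $t+r\equiv j_2+j_3$ modulo $2$; by Step 2 also $r+s\equiv k_3+k_1$. Then $A_{st},A_{s't'}$ are the two exceptional blocks of $A$, and the same holds for $B_{tr},B_{t'r'}$ and $C_{rs},C_{r's'}$; each of these pairs has inner product $2$ by Lemma~\ref{lem:types}. The vectors $x_{st},x_{s't'}$ have the directions $x_*,x_\circ$ in some order, and the same holds in the other five families. By Step 1 and the first identity of \eqref{eq:cr} with $\chi=-1$,
\[
[z_{rs},x_{st}][z_{r's'},x_{s't'}]=\tfrac12[z_{rs},z_{r's'}][x_{st},x_{s't'}],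
\]
and likewise for $(y,u)$ and $(v,w)$. Multiplying and using \eqref{eq:Ftrace} and \eqref{eq:inner},
\[
F(s,t,r)F(s',t',r')=\tfrac18\langle A_{st},A_{s't'}\rangle\langle B_{tr},B_{t'r'}\rangle\langle C_{rs},C_{r's'}\rangle=1,
\]
against the third identity of \eqref{eq:Fid}.

All combinations of types are excluded, so $|W_5\rangle$ is not liftable. This completes the proof of Proposition~\ref{prop:three}.

\begin{thebibliography}{9}

\bibitem{Bouchet}
A. Bouchet, \emph{Circle graph obstructions}, J. Combin. Theory Ser. B 60 (1994) 107--144.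

\bibitem{HMNC}
Frederik Hahn, Rose McCarty, Hendrik Poulsen Nautrup, Nathan Claudet, \emph{The Structure of Circle Graph States}, arXiv:2603.08847 (2026).

\bibitem{VDD}
M. Van den Nest, J. Dehaene, B. De Moor, Phys. Rev. A 69 (2004) 022316.

\end{thebibliography}
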